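# The value of $e_g$ at $z_0=\infty$: map counting, Bernoulli numbers and $\chi_{orb}(M_g)$

## 1. Two points above $t=0$

Let $\mathcal N_4(g,j)$ be the number of labelled 4-valent maps with $j$ vertices on a compact oriented surface of genus $g$ (precise definition in Section 2), and put
$$e_g(t)=\sum_{j\ge1}\frac{(-t)^j}{j!}\,\mathcal N_4(g,j).$$
Let $z_0(t)$ be the power series with $z_0=1-12\,t\,z_0^2$ and $z_0(0)=1$, that is $z_0=1-12t+288t^2-\dots$. The following is known, and we shall reprove it.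

**Fact (a).** For $g\ge2$, $e_g$ is a rational function of $z_0$ whose only pole is at $z_0=2$, and
$$e_g=C^{(g)}+\sum_{\ell=0}^{3g-3}\frac{q^{(0)}_\ell}{(2-z_0)^{2g-2+\ell}} .$$

So $e_g$ has a value at $z_0=\infty$, namely $C^{(g)}$. The question of this lecture is: what is that number?

**The first guess.** Solve the equation of $z_0$ for $t$: $t=(1-z_0)/(12z_0^2)$. Two values of $z_0$ give $t=0$, namely $z_0=1$ and $z_0=\infty$. At $t=0$ we count maps with no vertices, so $e_g(z_0=1)=0$. The point $z_0=\infty$ also lies over $t=0$, so one would guess $C^{(g)}=0$.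

**Genus one.** In genus one $e_1=-\frac1{12}\log(2-z_0)$ (checked in Section 10). This has no limit at $z_0=\infty$, which is why the question begins at $g=2$.

**Genus two.** The formula of Bessis–Itzykson–Zuber (Adv. Appl. Math. 1 (1980)), in our sign convention, is
$$e_2=\frac{(z_0-1)^3(82+21z_0-3z_0^2)}{720\,(2-z_0)^5}.$$
Put $y=2-z_0$. Then $z_0-1=1-y$ and $82+21z_0-3z_0^2=112-9y-3y^2$, and
$$(1-3y+3y^2-y^3)(112-9y-3y^2)=112-345y+360y^2-130y^3+0\cdot y^4+3y^5 .$$
Dividing by $720y^5$,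
$$e_2=\frac1{720}\Big[3-\frac{130}{(2-z_0)^2}+\frac{360}{(2-z_0)^3}-\frac{345}{(2-z_0)^4}+\frac{112}{(2-z_0)^5}\Big].$$
So $C^{(2)}=\frac1{240}\neq0$, and the first guess is wrong. The reason is visible: the roots of $12tz^2+z-1=0$ are $\big(-1\pm\sqrt{1+48t}\big)/(24t)$. Only the $+$ root is the series $z_0$. The other behaves like $-1/(12t)$, so $z_0=\infty$ is $t=0$ on another sheet, where $e_g$ no longer counts anything.

**A better guess.** Since $B_4=-\frac1{30}$, we have $-C^{(2)}=-\frac1{240}=\frac{B_4}{4\cdot2\cdot1}$. This number is also the orbifold Euler characteristic of the moduli space $M_2$. The general statement was conjectured in Nicholas Ercolani, Joceline Lega, Brandon Tippings, "Map enumeration from a dynamical perspective", arXiv:2308.06369 (2023): for all $g\ge2$,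
$$-C^{(g)}=\sum_{\ell=0}^{3g-3}q^{(0)}_\ell=\frac{B_{2g}}{4g(g-1)}=\chi_{orb}(M_g).$$
We prove it, together with its analogue for all even valences.

## 2. Labelled maps, Bernoulli numbers, orbifold Euler characteristic

**Maps.** A map is a connected graph embedded in a compact oriented surface whose complement is a union of open cells, the faces. A $2\nu$-valent labelled map has $j$ labelled vertices, and the $2\nu$ darts (half-edges) at each vertex are labelled compatibly with the orientation. Such a map amounts to a pairing of the $2\nu j$ darts that produces a connected graph. So $\mathcal N_{2\nu}(g,j)$ is the number of connected pairings for which the resulting surface has genus $g$. With $j$ vertices and $\nu j$ edges, Euler's formula gives the number of faces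
$$F=(\nu-1)j+2-2g .$$

Example: $\nu=2$, $j=1$, darts $1,2,3,4$ in cyclic order. The pairings $\{12\}\{34\}$ and $\{14\}\{23\}$ give planar maps with three faces, and $\{13\}\{24\}$ gives a torus with one face. So $\mathcal N_4(0,1)=2$, $\mathcal N_4(1,1)=1$.

**Bernoulli numbers.** They are defined by
$$\frac{\Gamma'(x)}{\Gamma(x)}\sim\log x-\frac1{2x}-\sum_{g\ge1}\frac{B_{2g}}{2g}x^{-2g}\qquad(x\to+\infty).$$
These are the usual numbers, with
$$\frac y2\coth\frac y2=\sum_{k\ge0}B_{2k}\frac{y^{2k}}{(2k)!}.$$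
To see this, start from Gauss's formula $\frac{\Gamma'(x)}{\Gamma(x)}-\log x=\int_0^\infty e^{-xy}\big(\frac1y-\frac1{1-e^{-y}}\big)dy$. With the usual numbers $B_{2k}$,
$$\frac1{1-e^{-y}}=\frac12+\frac12\coth\frac y2=\frac12+\frac1y+\sum_{k\ge1}B_{2k}\frac{y^{2k-1}}{(2k)!}.$$
By Watson's lemma we may integrate term by term, with $\int_0^\infty e^{-xy}y^{2k-1}dy=(2k-1)!\,x^{-2k}$, and the expansion above results.

**Orbifold Euler characteristic.** If a group $\Gamma$ acts properly on a contractible space and has a torsion-free subgroup $\Gamma'$ of finite index with a finite quotient complex up to homotopy, one sets $\chi_{orb}=\chi(\Gamma')/[\Gamma:\Gamma']$. Example: $SL_2(\mathbb Z)$ acts on the upper half plane. Its commutator subgroup is free of rank 2 (Euler characteristic $-1$) and has index 12, so $\chi_{orb}=-\frac1{12}$. For $M_g$ the contractible space is Teichmüller space and $\Gamma$ is the mapping class group. We use only one fact about it.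

**Fact (b) (Harer–Zagier).** For $g\ge2$, $\chi_{orb}(M_g)=\dfrac{B_{2g}}{4g(g-1)}$.

We write $c_g=\dfrac{B_{2g}}{4g(g-1)}$ for $g\ge2$. Thus $c_2=-\frac1{240}$, and $c_3=\frac1{1008}$ since $B_6=\frac1{42}$.

## 3. The theorems

For $\nu\ge2$ put
$$e_g(t)=\sum_{j\ge1}\frac{(-t)^j}{j!}\mathcal N_{2\nu}(g,j),\qquad b=\binom{2\nu-1}{\nu},\qquad c=2\nu b,$$
$$z_0=1-c\,t\,z_0^{\nu},\quad z_0(0)=1,\qquad \eta=\frac1{\nu-(\nu-1)z_0}. \tag{1}$$
For $\nu=2$: $b=3$, $c=12$, $\eta=1/(2-z_0)$.

**Theorem A ($\nu=2$).** For all $g\ge2$: $\ -C^{(g)}=\sum_{\ell=0}^{3g-3}q^{(0)}_\ell=\dfrac{B_{2g}}{4g(g-1)}=\chi_{orb}(M_g)$.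

**Theorem B (all even valences).** For all $\nu\ge2$, $g\ge2$ there are rationals $q_0,\dots,q_{3g-3}$ with
$$e_g=-\frac{B_{2g}}{4g(g-1)}+\sum_{\ell=0}^{3g-3}\frac{q_\ell}{(\nu-(\nu-1)z_0)^{2g-2+\ell}},\qquad \sum_\ell q_\ell=\frac{B_{2g}}{4g(g-1)}=\chi_{orb}(M_g).$$
Thus $\lim_{z_0\to\infty}e_g=-\chi_{orb}(M_g)$ for every even valence, and $e_g+\chi_{orb}(M_g)=O(z_0^{2-2g})$ as $z_0\to\infty$. Moreover $q_{3g-3}>0$, so the pole at $z_0=\nu/(\nu-1)$ has order exactly $5g-5$. Explicitly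
$$q_{3g-3}=\frac{\rho_g}{\nu^2(5g-5)(5g-3)}\Big(\frac\nu{\nu-1}\Big)^{3g-1},$$
where $\rho_g>0$ is given by the recursion (16) below.

**B implies A.** Take $\nu=2$. We must know that an expression of $e_g$ as a rational function of $z_0$ is unique, that is, that $z_0$ is transcendental over $\mathbb Q$. A nonconstant power series $f$ always is: $f-f(0)$ has $t$-valuation $k\ge1$, and for a nonzero polynomial $G(X)=g_mX^m+\dots$ with lowest term $g_m\ne0$, the series $G(f-f(0))$ has valuation exactly $km$, so it is not $0$. Then partial fractions are unique, and Theorem B is Theorem A. We shall use this valuation argument again.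

## 4. Three exact identities at finite $n$

For $\tau>0$, $s\ge0$ let $w(\lambda)=e^{-\tau\lambda^2/2-s\lambda^{2\nu}}$ and
$$D_n(\tau,s)=\frac1{n!}\int\prod_{i<j}(\lambda_i-\lambda_j)^2\prod_iw(\lambda_i)\,d\lambda_i=\prod_{j<n}h_j,\qquad D_0=1,$$
where $h_j=\int p_j^2w$ and $p_j$ are the monic orthogonal polynomials of $w$. Let $\gamma_n=h_n/h_{n-1}$ for $n\ge1$ and $\gamma_0=0$. As $w$ is even, $\lambda p_k=p_{k+1}+\gamma_kp_{k-1}$. All these quantities are $C^\infty$ in $s\in[0,\infty)$, because all moments are finite and one may differentiate under the integral. From now on $\tau=1$ unless displayed, and $D_n$, $\gamma_n$ are identified with their Taylor series at $s=0$.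

**Step 1 (Toda).** This step links $\gamma_n$ to the partition functions. From $D_n=\prod_{j<n}h_j$,
$$\gamma_n=\frac{D_{n+1}D_{n-1}}{D_n^2}\quad(n\ge1),\qquad \gamma_n|_{s=0}=n. \tag{2}$$
The value at $s=0$ comes from the Hermite polynomials, where $h_j=\sqrt{2\pi}\,j!$.

**Step 2 (string equation).** This step gives a closed equation for the $\gamma_n$. Since $p_n'=np_{n-1}+$ lower terms, integration by parts gives
$$nh_{n-1}=\int p_n'p_{n-1}w=-\int p_np_{n-1}'w+\int p_np_{n-1}\big(\lambda+2\nu s\lambda^{2\nu-1}\big)w .$$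
The first term on the right is $0$ by orthogonality, and $\int\lambda p_np_{n-1}w=h_n=\gamma_nh_{n-1}$. Expand $\lambda^{2\nu-1}p_n$ by the three-term recurrence. The coefficient of $p_{n-1}$ is a sum over lattice paths of $2\nu-1$ steps $\pm1$ from $n$ to $n-1$, where an up step has weight $1$ and a down step $n+m\to n+m-1$ has weight $\gamma_{n+m}$. Such a path has $\nu$ down steps and $\nu-1$ up steps, so there are $b$ of them. It never goes below $n-\nu$. Hence
$$n=\gamma_n+2\nu s\sum_\pi\prod_{i=1}^\nu\gamma_{n+m_i(\pi)}\qquad(n\ge\nu). \tag{3}$$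
For $\nu=2$ the paths are $UDD$, $DUD$, $DDU$, with weights $\gamma_{n+1}\gamma_n$, $\gamma_n^2$, $\gamma_n\gamma_{n-1}$, so $n=\gamma_n\big(1+4s(\gamma_{n+1}+\gamma_n+\gamma_{n-1})\big)$.

**Step 3 (second derivative in $\tau$).** This step relates $\log D_n$ itself, and not only its second difference in $n$, to the $\gamma$'s. The second $\tau$-derivative of $\log D_n$ is the variance of $-\frac12\sum\lambda_i^2$, so $\partial_\tau^2\log D_n|_{\tau=1}=\frac14\mathrm{Var}(\sum\lambda_i^2)$. Let $\varphi_j$ be the orthonormal functions $p_jw^{1/2}h_j^{-1/2}$, $K(x,y)=\sum_{j<n}\varphi_j(x)\varphi_j(y)$, and $f_{jk}=\int f\varphi_j\varphi_k$. The $\lambda_i$ form a determinantal ensemble with kernel $K$, so for polynomial $f$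
$$\mathrm{Var}\sum_if(\lambda_i)=\int f^2K(x,x)\,dx-\iint f(x)f(y)K(x,y)^2dx\,dy=\sum_{j<n}\Big[(f^2)_{jj}-\sum_{k<n}f_{jk}^2\Big].$$
Since $f\varphi_j$ is a finite combination of the $\varphi_k$, $(f^2)_{jj}=\sum_{k\ge0}f_{jk}^2$, and the variance is $\sum_{j<n\le k}f_{jk}^2$. For $f=\lambda^2$, the recurrence $\lambda\varphi_j=\sqrt{\gamma_{j+1}}\varphi_{j+1}+\sqrt{\gamma_j}\varphi_{j-1}$ shows that among $j<n\le k$ only $k=j+2$ contributes, with $f_{j,j+2}=\sqrt{\gamma_{j+1}\gamma_{j+2}}$ and $j=n-1$ or $n-2$. Thus $\partial_\tau^2\log D_n|_{\tau=1}=\frac14\gamma_n(\gamma_{n+1}+\gamma_{n-1})$; for $n=1$ the missing term is $0$ because $\gamma_0=0$.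

On the other hand the substitution $\lambda\to\tau^{-1/2}\lambda$ gives $\log D_n(\tau,s)=-\frac{n^2}2\log\tau+\log D_n(1,s\tau^{-\nu})$. With $\vartheta_s=s\partial_s$, the operator $\tau\partial_\tau$ acts on the second term as $-\nu\vartheta_s$, and $\tau^2\partial_\tau^2=(\tau\partial_\tau)^2-\tau\partial_\tau$. Therefore
$$\frac{n^2}2+\nu\vartheta_s(\nu\vartheta_s+1)\log D_n=\frac14\gamma_n(\gamma_{n+1}+\gamma_{n-1}). \tag{4}$$

**Step 4 (map expansion).** This step brings in the maps. By the Weyl integration formula, $D_n(s)/D_n(0)$ is the mean of $e^{-s\,\mathrm{tr}M^{2\nu}}$ over $n\times n$ Hermitian matrices with weight $e^{-\mathrm{tr}M^2/2}$, for which $\langle M_{ij}M_{kl}\rangle=\delta_{il}\delta_{jk}$. By Wick's theorem each pairing of the darts of $j$ vertices contributes one factor $n$ per closed index loop, that is per face. The cumulant retains the connected pairings, so the $j$-th cumulant of $\mathrm{tr}M^{2\nu}$ is $\sum_g\mathcal N_{2\nu}(g,j)\,n^{(\nu-1)j+2-2g}$.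 (For $\nu=2$, $j=1$: $\langle\mathrm{tr}M^4\rangle=2n^3+n$.) The exponent is a number of faces, hence $\ge1$, and the sum is finite. With $e_{g,j}=\frac{(-1)^j}{j!}\mathcal N_{2\nu}(g,j)$,
$$\log\frac{D_n(s)}{D_n(0)}=\Phi(n,s):=\sum_{j\ge1}s^j\sum_ge_{g,j}\,n^{(\nu-1)j+2-2g}\in\mathbb Q[n][[s]]. \tag{5}$$
It vanishes at $n=0$, consistently with $D_0=1$. The scaling $M\to M/\sqrt N$ turns the weight $e^{-N\mathrm{tr}(\frac12M^2+tM^{2\nu})}$ into this one with $n=N$, $s=N^{1-\nu}t$, and (5) becomes $\sum_gN^{2-2g}e_g(t)$, the usual genus expansion.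

**Step 5 ($n$ becomes an indeterminate).** By (2) and (5), $\gamma_n=n\exp\big(\Phi(n+1,s)+\Phi(n-1,s)-2\Phi(n,s)\big)\in\mathbb Q[n][[s]]$. In (3) and (4) every coefficient of a power of $s$ is then a polynomial in $n$. These identities hold for infinitely many integers $n$, hence they hold in $\mathbb Q[n][[s]]$.

**By hand for $\nu=2$.** Solving (3) order by order gives
$$\gamma_n=n-12n^2s+(288n^3+96n)s^2-(8640n^4+10368n^2)s^3+\cdots.$$
For instance the $s^2$ coefficient is $-4\big[-12n^2\cdot3n+n\cdot(-12)(3n^2+2)\big]$. For the $s^3$ coefficient one needs $\gamma_{n+1}+\gamma_n+\gamma_{n-1}=3n-(36n^2+24)s+(864n^3+2016n)s^2+\cdots$, and gets $-4\big[n(864n^3+2016n)+12n^2(36n^2+24)+(288n^3+96n)3n\big]$. Then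
$$\gamma_{n+1}+\gamma_{n-1}=2n-(24n^2+24)s+(576n^3+1920n)s^2-(17280n^4+124416n^2+38016)s^3+\cdots,$$
and the right side of (4) is
$$\tfrac{n^2}2-(12n^3+6n)s+(360n^4+600n^2)s^2-(12096n^5+44352n^3+10080n)s^3+\cdots.$$
On $s^1,s^2,s^3$ the operator $2\vartheta_s(2\vartheta_s+1)$ multiplies by $6,20,42$. So
$$\Phi=-(2n^3+n)s+(18n^4+30n^2)s^2-(288n^5+1056n^3+240n)s^3+\cdots.$$
The last term says $\mathcal N_4(2,3)=6\cdot240=1440$. Check: at $n=1$ the third cumulant of $x^4$ for a standard Gaussian is $10395-3\cdot105\cdot3+2\cdot3^3=9504$, and $6(288+1056+240)=9504$. The genus-two formula of Section 1 agrees: its leading term is $(-12t)^3\cdot\frac{100}{720}=-240t^3$.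

## 5. Scaling, and what each identity misses

Substitute $n=x/\hbar$, $s=\hbar^{\nu-1}t$. Since $s^jn^{(\nu-1)j+2-2g}=\hbar^{2g-2}\,x^{2-2g}(x^{\nu-1}t)^j$,
$$\Phi=\sum_{g\ge0}\hbar^{2g-2}\Phi_g,\qquad\Phi_g=x^{2-2g}\,e_g(x^{\nu-1}t).$$
We work in $\mathbb A=\mathbb Q[x,x^{-1}][[t]]$, with $\partial=\partial_x$ and $\vartheta=t\,d/dt$. The shift $n\to n\pm1$ becomes $x\to x\pm\hbar$, that is $e^{\pm\hbar\partial}$. Let $R=\hbar\gamma_{x/\hbar}$. By Step 5,
$$\log(R/x)=(e^{\hbar\partial}+e^{-\hbar\partial}-2)\Phi. \tag{6}$$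
The operator is even in $\hbar$ and starts with $\hbar^2\partial^2$, and $\Phi$ is even and starts at $\hbar^{-2}$. So $R=\sum_{g\ge0}\hbar^{2g}r_g$ with $r_g\in\mathbb Q[x][[t]]$. Multiplying (3) by $\hbar$ and (4) by $\hbar^2$ gives, in $\mathbb A[[\hbar]]$,
$$x=R+2\nu t\sum_\pi\prod_{i=1}^\nu R(x+m_i\hbar), \tag{7}$$
$$x^{2-2g}\,[\nu\vartheta(\nu\vartheta+1)e_g](x^{\nu-1}t)=Y_g:=[\hbar^{2g}]\ \tfrac14R\,\big(R(x+\hbar)+R(x-\hbar)\big)\qquad(g\ge1). \tag{8}$$

**The direct approach and where it stops.** The natural plan is to solve (7) for $r_1,r_2,\dots$, insert them in (8), and read off $e_g$. This does determine $e_g$, because $\nu j(\nu j+1)\ne0$ for $j\ge1$. But (8) cannot see the number we want: $\nu\vartheta(\nu\vartheta+1)$ kills constants, so (8) is unchanged when $C^{(g)}$ is changed. One would have to find every $q_\ell$ and then use $C^{(g)}=-\sum q_\ell$, for all $g$ at once. Even the rational form of $e_g$ does not follow from a polynomial right side.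 For $\nu=2$ we shall see that $\vartheta\eta=\eta(1-\eta)(1-2\eta)$, so the equation $\vartheta f=\eta^2(1-\eta)$, $f|_{t=0}=0$, becomes $df/d\eta=\eta/(1-2\eta)$, with solution $f=\frac12(1-\eta)-\frac14\log(2\eta-1)$, which is not a polynomial in $\eta$.

**The other equation and where it stops.** Equation (6) determines $\partial^2\Phi_g$, and we shall see that it does carry the Bernoulli number. But $\partial^2$ has a kernel. For $\nu=2$ the monomials of $\Phi_g$ that it kills are those with $x$-exponent $0$ or $1$, that is multiples of $t^{2g-2}$ and $t^{2g-1}$ in $e_g$. In the hand computation the terms $-ns$ and $-240ns^3$ are invisible to the second difference. In terms of $\eta$, for $\nu=2$, $t=(1-z_0)/(12z_0^2)=\eta(1-\eta)/\big(12(2\eta-1)^2\big)$ has a pole at $\eta=\frac12$, so an undetermined multiple of $t^{2g-1}$ would destroy the polynomial form in $\eta$.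

**Using both.** At $x=1$ each equation will read (polynomial in $\vartheta$ with constant coefficients) applied to $e_g+c_g$ equals (polynomial in $\eta$). If the two polynomials in $\vartheta$ are coprime, a Bézout combination returns $e_g+c_g$ itself, and no differential equation has to be solved. To carry this out we need two things: the shape of the right sides (Section 6), and the exact place where $c_g$ enters (Section 7).

## 6. The shape of $r_g$

Set $u=r_0$. At $\hbar=0$, (7) reads $x=u+ctu^\nu$, so $u|_{t=0}=x$ and $u=x\,z_0(x^{\nu-1}t)$, a unit of $\mathbb A$. Put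
$$\theta=ctu^{\nu-1},\qquad\Delta=1+\nu\theta,$$
also a unit. Differentiating $x=u+ctu^\nu$ gives $\partial u=\Delta^{-1}$. Then $\partial\Delta=\nu(\nu-1)\theta u^{-1}\Delta^{-1}=(\nu-1)u^{-1}(1-\Delta^{-1})$, and
$$\partial(u^m\Delta^{-k})=u^{m-1}\Big[\big(m-k(\nu-1)\big)\Delta^{-k-1}+k(\nu-1)\Delta^{-k-2}\Big]. \tag{9}$$
Let $V[m;i,j]$ be the $\mathbb Q$-span of $u^m\Delta^{-k}$, $i\le k\le j$. By (9), $\partial V[m;i,j]\subset V[m-1;i+1,j+2]$. For fixed $m$ the elements $u^m\Delta^{-k}$ are linearly independent, since $\Delta-1=\nu ctx^{\nu-1}+\dots$ has $t$-valuation $1$ and the valuation argument of Section 3 applies. So coefficients in $V[m;i,j]$ are well defined.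

Example ($\nu=2$, $g=1$). The $\hbar^2$ part of (7) is $r_1+4t(6ur_1+u\,\partial^2u)=0$, where $u\,\partial^2u$ comes from $UDD$ and $DDU$ with $\frac12\partial^2u$ each. Here $1+24tu=\Delta$, $4t=\frac16(\Delta-1)u^{-1}$ and, by (9), $\partial^2u=\partial\Delta^{-1}=u^{-1}(\Delta^{-3}-\Delta^{-2})$. So $r_1=\frac16u^{-1}(\Delta^{-2}-2\Delta^{-3}+\Delta^{-4})\in V[-1;2,4]$. Check: $r_1=\frac16u^{-1}\Delta^{-4}(\Delta-1)^2=\frac16x^{-1}(24tx)^2+\dots=96xt^2+\dots$, as in the hand computation.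

**Lemma 1.** For $g\ge1$, $r_g\in V[1-2g;\,2g,\,5g-1]$. Consequently, for $(a,k)\ne(0,0)$, $\ \partial^kr_a\in V[1-2a-k;\,2a+k,\,5a+2k-1]$.

**Proof.** *The second claim.* For $a=0$, $k\ge1$ it follows from $\partial u=\Delta^{-1}\in V[0;1,1]$ and $k-1$ applications of (9). For $a\ge1$ it follows from the first claim for $r_a$ and $k$ applications of (9).

*The first claim* is proved by induction on $g$; assume it below $g$. Insert $R(x+m\hbar)=\sum_{a,k}\hbar^{2a+k}\frac{m^k}{k!}\partial^kr_a$ in (7) and take the coefficient of $\hbar^{2g}$. The products containing $r_g$ have all other factors equal to $u$ and add up to $\nu b\,u^{\nu-1}r_g$. So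
$$r_g+2\nu t\big(\nu b\,u^{\nu-1}r_g+\Xi_g\big)=0,$$
where $\Xi_g$ is a rational combination of products $\prod_{i=1}^\nu\partial^{k_i}r_{a_i}$ with $\sum(2a_i+k_i)=2g$ and all $a_i<g$. Since $2\nu^2b\,tu^{\nu-1}=\nu\theta$, the coefficient of $r_g$ is $\Delta$. Also $2\nu t=\frac2c(\Delta-1)u^{1-\nu}$. Hence
$$r_g=-\frac2c\,(1-\Delta^{-1})\,u^{1-\nu}\,\Xi_g. \tag{10}$$
Consider one product in $\Xi_g$. A factor with $(a_i,k_i)=(0,0)$ is $u$, and the others are in the spaces of the lemma. The power of $u$ is $\sum(1-2a_i-k_i)=\nu-2g$. The lowest power of $\Delta^{-1}$ is at least $\sum(2a_i+k_i)=2g$. For the highest, let $A=\sum a_i$, $K=\sum k_i=2g-2A$, and let $\#$ be the number of $i$ with $(a_i,k_i)\ne(0,0)$. It is at most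
$$5A+2K-\#=4g+A-\#.$$
If $A=g$, then $K=0$, and $\#\ge2$ because all $a_i<g$. If $A\le g-1$, then $K\ge2$, so $\#\ge1$. In both cases $4g+A-\#\le5g-2$. So $\Xi_g\in V[\nu-2g;\,2g,\,5g-2]$, and (10) gives $r_g\in V[1-2g;2g,5g-1]$. $\square$

**Lemma 2.** For $g\ge1$:

(a) $Y_g\in V[2-2g;\,2g,\,5g-1]$, and its $u^{2-2g}\Delta^{-(5g-1)}$ coefficient equals that of $u\,r_g$.

(b) $\Lambda_g:=[\hbar^{2g}]\log(R/u)\in V[-2g;\,2g,\,5g-1]$.

**Proof.** (a) The odd terms of the shifts cancel, so $Y_g=\frac12\sum_{a+a'+k=g}\frac1{(2k)!}\,r_a\,\partial^{2k}r_{a'}$. By Lemma 1 the $u$-power is $(1-2a)+(1-2a'-2k)=2-2g$ and the lowest power of $\Delta^{-1}$ is at least $2a+2a'+2k=2g$. The two terms with $k=0$ and $\{a,a'\}=\{0,g\}$ add to $u\,r_g$, whose highest power is at most $5g-1$. The remaining terms are of two kinds. If $a=0$ and $k\ge1$, the highest power is at most $5a'+4k-1=5g-1-k\le5g-2$. If $a\ge1$ and $(a',k)\ne(0,0)$, it is at most $(5a-1)+(5a'+4k-1)=5g-2-k\le5g-2$.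

(b) Expand $\log\big(1+\sum_{a\ge1}\hbar^{2a}r_a/u\big)$: $\Lambda_g$ is a combination of products of $r_a/u\in V[-2a;2a,5a-1]$ with $a\ge1$ and $\sum a=g$. With $l\ge1$ factors the highest power is at most $5g-l\le5g-1$. $\square$

## 7. Where the Bernoulli number enters

**Step 1 (inverting the second difference).** The purpose is to solve (6) for $\partial^2\Phi$. Let $\big(\frac{y/2}{\sinh(y/2)}\big)^2=\sum_k\sigma_ky^{2k}$. Differentiating $\coth\frac y2=2\sum_kB_{2k}\frac{y^{2k-1}}{(2k)!}$ gives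
$$-\frac1{2\sinh^2(y/2)}=2\sum_k(2k-1)B_{2k}\frac{y^{2k-2}}{(2k)!}.$$
Multiplying by $-y^2/2$,
$$\sigma_k=-\frac{(2k-1)B_{2k}}{(2k)!},\qquad\sigma_0=1.$$
Since $e^{\hbar\partial}+e^{-\hbar\partial}-2=4\sinh^2(\hbar\partial/2)=\hbar^2\partial^2\big(\frac{\sinh(\hbar\partial/2)}{\hbar\partial/2}\big)^2$, (6) gives
$$\hbar^2\partial^2\Phi=\sum_k\sigma_k\hbar^{2k}\partial^{2k}\log(R/x).$$

**Step 2 (separating $x$ from $u$).** The logarithm contains $x$, which does not belong to the spaces $V$; we isolate it. Write $\log(R/x)=\log(u/x)+\sum_{g\ge1}\hbar^{2g}\Lambda_g$, where $\partial\log(u/x)=\frac1{u\Delta}-\frac1x$. Since $\partial^{2g-1}x^{-1}=-(2g-1)!\,x^{-2g}$, the coefficient of $\hbar^{2g}$ for $g\ge2$ is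
$$\Phi_g''-\sigma_g(2g-1)!\,x^{-2g}=H_g,\qquad H_g:=\sigma_g\,\partial^{2g-1}\frac1{u\Delta}+\sum_{k=0}^{g-1}\sigma_k\,\partial^{2k}\Lambda_{g-k}.$$

**Step 3 (the explicit term is a second derivative).** We absorb the $x^{-2g}$ term into $\Phi_g$. We have
$$-\sigma_g(2g-1)!=\frac{(2g-1)B_{2g}}{2g}=(2g-1)(2g-2)\,c_g,$$
and $\partial^2(c_gx^{2-2g})=(2g-2)(2g-1)\,c_g\,x^{-2g}$. Therefore
$$\partial_x^2\Big[x^{2-2g}\big(e_g(x^{\nu-1}t)+c_g\big)\Big]=H_g\in V[-2g;\,2g,\,5g-1]. \tag{11}$$
For the membership: $u^{-1}\Delta^{-1}\in V[-1;1,1]$, so $\partial^{2g-1}(u^{-1}\Delta^{-1})\in V[-2g;2g,4g-1]$; and by Lemma 2(b), $\partial^{2k}\Lambda_{g-k}\in V[-2g;2g,5g-1-k]$.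

**Remark (the Gaussian normalization).** The constant $c_g$ is also what one gets formally from $D_n(0)=(2\pi)^{n/2}\prod_{j<n}j!$. The second difference of $\log D_n(0)$ is $\log n$, and the formal solution $\sum_k\sigma_k\partial_n^{2k-2}\log n$ has for $k=g\ge2$ the term $-\sigma_g(2g-3)!\,n^{2-2g}=\frac{B_{2g}}{2g(2g-2)}n^{2-2g}=c_gn^{2-2g}$. So $e_g+c_g$ is formally the genus-$g$ part of $\log D_n(s)$ itself, without division by $D_n(0)$. The proof does not use this.

## 8. Two coprime operators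

**Step 1 (to the variable $\eta$).** We set $x=1$ and turn $V$ into polynomials in $\eta$. Write $z=z_0(t)$. Then $u=z$, $z\theta=ctz^\nu=1-z$, and $z\Delta=z+\nu(1-z)=1/\eta$. From $\nu\eta-(\nu-1)z\eta=1$,
$$\Delta^{-1}=z\eta=\frac{\nu\eta-1}{\nu-1},\qquad z^{-m}\Delta^{-k}=\eta^m(z\eta)^{k-m}=\eta^m\Big(\frac{\nu\eta-1}{\nu-1}\Big)^{k-m}\quad(0\le m\le k). \tag{12}$$
The right side is $\eta^m$ times a polynomial and has degree exactly $k$. In Lemma 2(a) we have $m=2g-2$, and in (11) $m=2g$, and always $2g\le k\le5g-1$. So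
$$Y_g|_{x=1}\in\eta^{2g-2}\mathbb Q[\eta],\qquad H_g|_{x=1}\in\eta^{2g}\mathbb Q[\eta],\qquad\text{both of degree at most }5g-1.$$

**Step 2 (how $\vartheta$ acts).** We need $\vartheta$ on $\mathbb Q[\eta]$. From $z=1-ctz^\nu$, $\vartheta z=-(1-z)-\nu\theta\,\vartheta z$, so $\vartheta z=-(1-z)/\Delta=-(1-z)z\eta$. Then $\vartheta\eta=(\nu-1)\eta^2\vartheta z=-(\nu-1)\,\eta\cdot(z\eta)\cdot(1-z)\eta$. Since $(1-z)\eta=\eta-\frac{\nu\eta-1}{\nu-1}=\frac{1-\eta}{\nu-1}$,
$$\vartheta\eta=\frac{\eta(1-\eta)(1-\nu\eta)}{\nu-1},\qquad\vartheta\eta^m=\frac{m}{\nu-1}\,\eta^m(1-\eta)(1-\nu\eta). \tag{13}$$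
So $\vartheta$ maps $\eta^m\mathbb Q[\eta]$ into itself for each $m\ge0$. It raises the degree of a polynomial of degree $D\ge1$ by exactly 2 and multiplies the leading coefficient by $D\nu/(\nu-1)$.

**Step 3 (the two equations).** We put (8) and (11) in the announced form. In (8), $\nu\vartheta(\nu\vartheta+1)$ kills $c_g$, so at $x=1$
$$P(\vartheta)(e_g+c_g)=Y_g|_{x=1},\qquad P(X)=\nu X(\nu X+1). \tag{14}$$
For (11), looking at the monomials $t^j$ one sees $x\partial\,[x^{2-2g}f(x^{\nu-1}t)]=x^{2-2g}\big[((\nu-1)\vartheta+2-2g)f\big](x^{\nu-1}t)$. With $x^2\partial^2=x\partial(x\partial-1)$, at $x=1$,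
$$Q(\vartheta)(e_g+c_g)=H_g|_{x=1},\qquad Q(X)=\big((\nu-1)X-(2g-2)\big)\big((\nu-1)X-(2g-1)\big). \tag{15}$$

**Remark (what (15) gives if Fact (a) is granted).** Let $\nu=2$ and accept Fact (a), so that $e_g=C^{(g)}+\sum q^{(0)}_\ell\eta^{2g-2+\ell}$ is a polynomial in $\eta$. By (13), $\vartheta$ maps $\eta\mathbb Q[\eta]$ into itself and kills constants, so the value of (15) at $\eta=0$ is $(2g-2)(2g-1)(C^{(g)}+c_g)=0$, that is $C^{(g)}=-c_g$. The next step makes this independent of Fact (a), proves that fact, and covers all $\nu$.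

**Step 4 (Bézout).** We recover $e_g+c_g$ without solving an equation. For $g\ge2$ the roots of $P$ are $0$ and $-\frac1\nu$, and the roots $\frac{2g-2}{\nu-1}$, $\frac{2g-1}{\nu-1}$ of $Q$ are positive. So $P$ and $Q$ are coprime, and there are $\alpha,\beta\in\mathbb Q[X]$ with $\alpha P+\beta Q=1$. Applying $\alpha(\vartheta)$ to (14), $\beta(\vartheta)$ to (15), and adding,
$$e_g+c_g=\alpha(\vartheta)\,Y_g|_{x=1}+\beta(\vartheta)\,H_g|_{x=1}\in\eta^{2g-2}\,\mathbb Q[\eta],$$
because $\vartheta$ preserves $\eta^{2g-2}\mathbb Q[\eta]$, which contains $\eta^{2g}\mathbb Q[\eta]$.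

**Step 5 (degree).** We bound the degree $D$ of $e_g+c_g$ in $\eta$; the degree is well defined since $\eta$ is a nonconstant power series, hence transcendental. If $D\ge1$, then by Step 2 the polynomial $P(\vartheta)(e_g+c_g)$ has degree exactly $D+4$: the part $\nu^2\vartheta^2$ raises the degree by 4 with a nonzero factor, and $\nu\vartheta$ only by 2. By (14) this degree is at most $5g-1$, so $D\le5g-5$. Hence there are rationals $q_\ell$ with
$$e_g=-c_g+\sum_{\ell=0}^{3g-3}q_\ell\,\eta^{2g-2+\ell},\qquad\eta=\frac1{\nu-(\nu-1)z_0}.$$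

**Step 6 (two evaluations).** We read off the constants. As $z_0\to\infty$, $\eta$ tends to $0$ like a multiple of $1/z_0$, so $e_g\to-c_g$ and $e_g+c_g=O(z_0^{2-2g})$. At $t=0$ we have $z_0=1$, $\eta=1$, $e_g=0$, so $\sum_\ell q_\ell=c_g$. By Fact (b), $c_g=\chi_{orb}(M_g)$. This proves Theorem B except for the statements on $q_{3g-3}$, and for $\nu=2$, where $\eta=1/(2-z_0)$, it proves Theorem A for every $g\ge2$. $\blacksquare$

## 9. Positivity of $q_{3g-3}$ and the exact pole order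

We follow the top coefficient through Lemma 1. For $g\ge1$ let $\rho_g$ be the coefficient of $u^{1-2g}\Delta^{-(5g-1)}$ in $r_g$.

**Step 1 (which products reach the top).** By (10), $\rho_g$ is $\frac2c$ times the coefficient of $u^{\nu-2g}\Delta^{-(5g-2)}$ in $\Xi_g$: the two minus signs cancel. The highest power in a product is at most $4g+A-\#$, so a product that reaches $5g-2$ has $A-\#\ge g-2$. Given that $\#\ge2$ if $A=g$ and $\#\ge1$ otherwise, there are two kinds.

- $A=g$, $\#=2$, $K=0$. Choosing the path and the two positions, the total is $b\binom\nu2u^{\nu-2}\sum_{a+a'=g,\ a,a'\ge1}r_ar_{a'}$.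
- $A=g-1$, $K=2$, $\#=1$. A single factor $\frac{m_i^2}2\partial^2r_{g-1}$ occurs, and the total is $\mu\,u^{\nu-1}\partial^2r_{g-1}$ with $\mu=\frac12\sum_\pi\sum_im_i(\pi)^2$.

Here $\mu>0$: a path that starts with an up step followed by a down step has a down step with $m=1$.

**Step 2 (the recursion).** We insert top coefficients. By (9), differentiation multiplies the top coefficient at $\Delta^{-k}$ by $k(\nu-1)$ and moves it to $\Delta^{-k-2}$. So for $a\ge1$ the top coefficient of $\partial^2r_a$ is $(\nu-1)^2(5a-1)(5a+1)\rho_a$. For $a=0$, $\partial^2u=\partial\Delta^{-1}$ has top coefficient $\nu-1$, at $\Delta^{-3}$. Hence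
$$\rho_1=\frac2c\,\mu(\nu-1),\qquad\rho_g=\frac2c\Big[b\binom\nu2\sum_{a=1}^{g-1}\rho_a\rho_{g-a}+\mu(\nu-1)^2(5g-6)(5g-4)\,\rho_{g-1}\Big]\quad(g\ge2), \tag{16}$$
and all $\rho_g>0$.

**Step 3 (from $\rho_g$ to $q_{3g-3}$).** Compare the coefficients of $\eta^{5g-1}$ in (14). On the right, by Lemma 2(a) and (12) with $m=2g-2$, $k=5g-1$, it is $\rho_g\big(\frac\nu{\nu-1}\big)^{3g+1}$; smaller $k$ give smaller degree. On the left, $\nu^2\vartheta^2$ acts on $q_{3g-3}\eta^{5g-5}$ with leading factors $(5g-5)\frac\nu{\nu-1}$ and then $(5g-3)\frac\nu{\nu-1}$, so it is $\nu^2(5g-5)(5g-3)\big(\frac\nu{\nu-1}\big)^2q_{3g-3}$. Therefore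
$$q_{3g-3}=\frac{\rho_g}{\nu^2(5g-5)(5g-3)}\Big(\frac\nu{\nu-1}\Big)^{3g-1}>0,$$
and the pole at $z_0=\nu/(\nu-1)$ has order exactly $5g-5$. This completes Theorem B. $\blacksquare$

## 10. Genus one and genus two for $\nu=2$

**Genus one, and why $g\ge2$ is needed.** For $g=1$ the polynomial $Q(X)=(\nu-1)X\big((\nu-1)X-1\big)$ has the root $0$ in common with $P$, so Step 4 of Section 8 is not available. And indeed $e_1$ is not a polynomial in $\eta$. Let $\nu=2$. By the example in Section 6,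
$$Y_1=u\,r_1+\tfrac14u\,\partial^2u=\tfrac1{12}\big(2\Delta^{-4}-\Delta^{-3}-\Delta^{-2}\big).$$
With $\Delta^{-1}=2\eta-1$ this is, at $x=1$, $\frac16(16\eta^4-36\eta^3+28\eta^2-9\eta+1)$. Now try $f=\frac1{12}\log\eta$. By (13), $2\vartheta f=\frac16(1-3\eta+2\eta^2)$, and
$$(2\vartheta+1)(2\vartheta f)=\tfrac16\Big[2(-3+4\eta)\,\eta(1-3\eta+2\eta^2)+1-3\eta+2\eta^2\Big]=\tfrac16(16\eta^4-36\eta^3+28\eta^2-9\eta+1).$$
So $f$ satisfies (8) for $g=1$ at $x=1$, and $f|_{t=0}=0$. Such a power series is unique, so $e_1=\frac1{12}\log\eta=-\frac1{12}\log(2-z_0)$, as claimed in Section 1.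

**Genus two from Theorem B.** For $\nu=2$ the paths $UDD$, $DUD$, $DDU$ have $(m_i)=(1,0),(0,0),(0,-1)$, so $\mu=1$. From (16),
$$\rho_1=\frac16,\qquad\rho_2=\frac16\Big[3\cdot\frac1{36}+4\cdot6\cdot\frac16\Big]=\frac{49}{72},\qquad q_3=\frac{49}{72}\cdot\frac{2^5}{4\cdot5\cdot7}=\frac{112}{720}.$$
A genus-two 4-valent map has $F=j-2\ge1$ faces, so $j\ge3$ and $e_2=O(t^3)$. Since $\eta-1=-12t+\dots$ has valuation $1$, the polynomial $e_2$ in $\eta$ is divisible by $(\eta-1)^3$. By Theorem B it has degree $5$, so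
$$e_2=(\eta-1)^3(q_3\eta^2+k_1\eta+k_0).$$
Theorem B also says that its constant term is $-c_2=\frac1{240}$ and that it has no $\eta^1$ term. As $(\eta-1)^3=-1+3\eta-3\eta^2+\eta^3$, this means $k_0=-\frac1{240}$ and $3k_0-k_1=0$, so
$$e_2=\frac{(\eta-1)^3\,(112\eta^2-9\eta-3)}{720}.$$
With $\eta=1/(2-z_0)=1/y$ this is $(1-y)^3(112-9y-3y^2)/(720y^5)$, exactly the formula quoted in Section 1. Its $t^3$ coefficient is $-1728\cdot\frac{100}{720}=-240$, the number found by hand in Section 4.
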